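# Repeating a locally indistinguishable pair: when the XOR construction hides a bit, and when it reveals it

## 1. The parity of swap signs

Alice and Bob sit in two distant laboratories and share $L$ pairs of $d$-level particles, $d\ge 2$. Let $F_d$ be the swap on $\mathbb C^d\otimes\mathbb C^d$, so $F_d(u\otimes v)=v\otimes u$, and let $P_\pm=(1\pm F_d)/2$ be the projectors onto its eigenspaces for the eigenvalues $\pm1$, which have dimensions $d(d\pm1)/2$. Each pair is prepared independently: with probability $\eta_0=\frac{d+1}{2d}$ in the state $\rho_0=P_+/\operatorname{Tr}P_+$, and with probability $\eta_1=\frac{d-1}{2d}$ in $\rho_1=P_-/\operatorname{Tr}P_-$. If $b_i$ records which state pair $i$ is in, the secret bit is $b=b_1\oplus\cdots\oplus b_L$. Somebody who holds all particles measures $F_d$ on each pair and reads off $b$ without error. How well can Alice and Bob guess $b$ if they may act locally and telephone each other, but cannot exchange particles?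

This case can be solved completely in a few lines. First we fix the notions it uses.

**Definition 1 (guessing probability).** A two-state ensemble $\mathcal F=\{\mu_b,\tau_b\}_{b=0,1}$ consists of density operators $\tau_0,\tau_1$ and prior probabilities $\mu_0,\mu_1$ with $\mu_0+\mu_1=1$. For a class $\mathsf M$ of two-outcome POVMs $\{M_0,M_1\}$ (so $M_b\ge0$ and $M_0+M_1=1$), put
$$p_{\mathsf M}(\mathcal F)=\sup_{\{M_b\}\in\mathsf M}\ \sum_b\mu_b\operatorname{Tr}(\tau_bM_b).$$

**Definition 2 (LOCC).** A measurement is LOCC if it is realized by finitely many rounds in which one party applies a local measurement, chosen depending on all earlier messages, and announces the outcome; the final guess is a function of the record. It is one-way from Bob to Alice if all messages go from Bob to Alice.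

A fixed record has a Kraus operator of product form $K_A\otimes K_B$, and contributes $K_A^*K_A\otimes K_B^*K_B$ to the POVM element of the corresponding guess. So the elements of an LOCC POVM are sums of products of positive operators. Example: both parties measure in the computational basis, Bob announces his outcome, and the guess is $0$ if the outcomes agree. Then $M_0=\sum_i|ii\rangle\langle ii|$.

**Definition 3 (partial transposition, PPT).** Fix a product basis. $\Gamma$ is the linear map with $(S\otimes T)^\Gamma=S\otimes T^{t}$, the transpose acting on Bob's side (on all of Bob's systems if there are several copies). A POVM $\{M_0,M_1\}$ is PPT if $M_b\ge0$ and $M_b^\Gamma\ge0$ for both $b$. A state $\rho$ is PPT if $\rho^\Gamma\ge0$.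

We use four properties: $\Gamma$ is its own inverse, it preserves Hermiticity, $(N^{\otimes L})^\Gamma=(N^\Gamma)^{\otimes L}$, and $\operatorname{Tr}(YM)=\operatorname{Tr}(Y^\Gamma M^\Gamma)$. For products the last one reads $\operatorname{Tr}(SS')\operatorname{Tr}(TT')=\operatorname{Tr}(SS')\operatorname{Tr}(T^tT'^t)$, and the general case follows by linearity. But $\Gamma$ does not preserve positivity. Let $\Phi_d$ be the projector onto $d^{-1/2}\sum_i|ii\rangle$. Since $F_d=\sum_{i,j}|i\rangle\langle j|\otimes|j\rangle\langle i|$, transposing the second factor gives $\sum_{i,j}|i\rangle\langle j|\otimes|i\rangle\langle j|$, that is,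
$$F_d^\Gamma=d\,\Phi_d,\qquad \Phi_d^\Gamma=F_d/d. \tag{1}$$
So $\{\Phi_2,1-\Phi_2\}$ is not a PPT POVM: $\Phi_2^\Gamma=F_2/2$ has the eigenvalue $-\frac12$. Every LOCC POVM, on the other hand, is PPT, because $(A\otimes B)^\Gamma=A\otimes B^t\ge0$ when $A,B\ge0$.

It is convenient to encode a two-outcome POVM in $M=M_0-M_1$, so that $M_0=\frac{1+M}2$ and $M_1=\frac{1-M}2$. Positivity of $M_0,M_1$ means $M=M^*$ and $\|M\|_\infty\le1$, and positivity of $M_0^\Gamma,M_1^\Gamma$ means $\|M^\Gamma\|_\infty\le1$. Thus
$$\{M_b\}\text{ is a PPT POVM}\iff M=M^*,\ \|M\|_\infty\le1,\ \|M^\Gamma\|_\infty\le1. \tag{2}$$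
Recall that the trace norm $\|Y\|_1$ (the sum of the singular values) is multiplicative under tensor products and satisfies $|\operatorname{Tr}(YM)|\le\|Y\|_1\|M\|_\infty$. Applying this to $\operatorname{Tr}(YM)$ and to $\operatorname{Tr}(Y^\Gamma M^\Gamma)$ gives, for PPT $M$ and every operator $Y$,
$$|\operatorname{Tr}(YM)|\le\min\big(\|Y\|_1,\ \|Y^\Gamma\|_1\big). \tag{3}$$

**Proposition A.** In the swap game with $L$ pairs, the best LOCC guessing probability is $\frac12+\frac12d^{-L}$.

*Proof.* Put $X=\eta_0\rho_0-\eta_1\rho_1$. The probability of a right guess minus that of a wrong one is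
$$\sum_{b_1,\dots,b_L}(-1)^{b_1+\cdots+b_L}\,\eta_{b_1}\cdots\eta_{b_L}\operatorname{Tr}\big[(\rho_{b_1}\otimes\cdots\otimes\rho_{b_L})M\big]=\operatorname{Tr}(X^{\otimes L}M),$$
and the two probabilities add up to $1$. So the guessing probability is $\frac12+\frac12\operatorname{Tr}(X^{\otimes L}M)$. Here $\eta_0\rho_0=P_+/d^2$ and $\eta_1\rho_1=P_-/d^2$, hence $X=F_d/d^2$.

For the upper bound, (1) gives $\|X^\Gamma\|_1=\|\Phi_d\|_1/d=1/d$. By (3), $\operatorname{Tr}(X^{\otimes L}M)\le\|X^\Gamma\|_1^L=d^{-L}$ for every PPT $M$, hence for every LOCC one.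

For the lower bound, both parties measure every pair in the computational basis, assign the value $+1$ to a pair if the outcomes agree and $-1$ otherwise, and guess $b=0$ iff the product of the values is $+1$. Then $M=G^{\otimes L}$ with
$$G=2\sum_i|ii\rangle\langle ii|-1,\qquad \operatorname{Tr}\Big(\frac{F_d}{d^2}G\Big)=\frac{2d-d}{d^2}=\frac1d,$$
because $\langle ii|F_d|ii\rangle=1$ and $\operatorname{Tr}F_d=d$. So $\operatorname{Tr}(X^{\otimes L}M)=d^{-L}$. This proves the proposition.

For $d=2$ and $L=1$ the value is $\frac34=\eta_0$: nothing beats always guessing $0$. As $L$ grows the bit disappears from the view of Alice and Bob. What changes if the swap pair is replaced by another pair of orthogonal states?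

## 2. Orthogonal pairs, XOR ensembles and the norm $\|X^\Gamma\|_1$

Let $\mathcal H_A\otimes\mathcal H_B$ be finite-dimensional, and let $\mathcal E=\{\eta_b,\rho_b\}_{b=0,1}$ have $\eta_0,\eta_1>0$, $\eta_0+\eta_1=1$. The ensemble is *orthogonal* if $\rho_0\rho_1=0$. Throughout,
$$X=\eta_0\rho_0-\eta_1\rho_1 .$$
For an orthogonal ensemble the supports of $\rho_0,\rho_1$ are orthogonal, so $\|X\|_1=\eta_0+\eta_1=1$, and a global measurement discriminates perfectly.

**Definition 4 (XOR ensemble).** For $L\ge1$ and $b\in\{0,1\}$ let
$$\eta^{(L)}_b=\sum_{b_1\oplus\cdots\oplus b_L=b}\eta_{b_1}\cdots\eta_{b_L},\qquad \rho^{(L)}_b=\frac1{\eta^{(L)}_b}\sum_{b_1\oplus\cdots\oplus b_L=b}\eta_{b_1}\cdots\eta_{b_L}\,\rho_{b_1}\otimes\cdots\otimes\rho_{b_L},$$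
with Alice holding all $A$ parts and Bob all $B$ parts, and $\mathcal E^{(L)}=\{\eta_b^{(L)},\rho_b^{(L)}\}_{b=0,1}$.

For $L=2$, for instance, $\eta^{(2)}_0\rho^{(2)}_0=\eta_0^2\,\rho_0\otimes\rho_0+\eta_1^2\,\rho_1\otimes\rho_1$. Expanding the tensor power gives
$$\eta^{(L)}_0\rho^{(L)}_0-\eta^{(L)}_1\rho^{(L)}_1=X^{\otimes L}.$$
Taking traces, $\eta_0^{(L)}-\eta_1^{(L)}=(\eta_0-\eta_1)^L\to0$, so $\eta_b^{(L)}\to\frac12$. If $\mathcal E$ is orthogonal, then so is $\mathcal E^{(L)}$: two strings of different parity differ in some position, and there the product of the two factors is $0$. As in Section 1,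
$$p_{\mathsf M}(\mathcal E^{(L)})=\tfrac12+\tfrac12s_L^{\mathsf M},\qquad s_L^{\mathsf M}=\sup_{\{M_b\}\in\mathsf M}\operatorname{Tr}(X^{\otimes L}M). \tag{4}$$
We write $s_L=s_L^{\mathsf{LOCC}}$ and call it the bias. For the PPT class, (2) turns the supremum into a maximum over a compact convex set. For Hermitian $Y$ put
$$\nu(Y)=\max\{\operatorname{Tr}(YM):\ M=M^*,\ \|M\|_\infty\le1,\ \|M^\Gamma\|_\infty\le1\},\qquad s_L\le s_L^{\mathsf{PPT}}=\nu(X^{\otimes L}). \tag{5}$$

**Definition 5.** An orthogonal ensemble exhibits *local indistinguishability* if $p_{\mathsf{LOCC}}(\mathcal E)<1$. It *can be used to construct a data-hiding scheme* (for one bit) if $\lim_{L\to\infty}p_{\mathsf{LOCC}}(\mathcal E^{(L)})=\frac12$.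

Local indistinguishability does not depend on the positive priors. If LOCC measurements have success probability tending to $1$ for one choice of priors, then both $\operatorname{Tr}(\rho_0M_1)$ and $\operatorname{Tr}(\rho_1M_0)$ tend to $0$, so the success probability tends to $1$ for any other choice.

The question, taken from Donghoon Ha and Jeong San Kim, "Quantum data hiding with two-qubit separable states", arXiv:2512.15095 (2025), is whether every orthogonal two-state ensemble with $p_{\mathsf{LOCC}}(\mathcal E)<1$ satisfies $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to\frac12$. The answer is **no**. There are such ensembles with $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to1$ (Theorem 1), even on two qubits (Corollary 2b). For orthogonal ensembles of two separable two-qubit states the statement is true (Corollary 3b).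

To see where the answer is decided, look at what the upper bound in Proposition A used: nothing but $\|X^\Gamma\|_1<1$.

**Proposition B.** If $\|X^\Gamma\|_1<1$, then $s_L\le s_L^{\mathsf{PPT}}\le\|X^\Gamma\|_1^L\to0$.

*Proof.* Apply (3) to $Y=X^{\otimes L}$.

So the case $\|X^\Gamma\|_1\ge1$ is what remains, and there the bound $\min(1,\|X^\Gamma\|_1^L)$ given by (3) for $Y=X^{\otimes L}$ says nothing. Here is a small example that visits all the regimes, and that we shall return to.

**Example 1.** On two qubits let $\rho_0=\Phi_2$, $\rho_1=(1-\Phi_2)/3$. First, this pair is locally indistinguishable for all priors, and even $p_{\mathsf{PPT}}(\mathcal E)<1$. Indeed, the maximum in (5) is attained, so $p_{\mathsf{PPT}}(\mathcal E)=1$ would give a PPT POVM with $\operatorname{Tr}(\rho_0M_0)=1=\operatorname{Tr}(\rho_1M_1)$. Then $M_0$ is the identity on $\operatorname{supp}\rho_0$ and zero on $\operatorname{supp}\rho_1$. Since these supports span the space, $M_0=\Phi_2$, but $\Phi_2^\Gamma=F_2/2\not\ge0$.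

Second, $X=(\eta_0+\frac{\eta_1}3)\Phi_2-\frac{\eta_1}3$, so $X^\Gamma=(\eta_0+\frac{\eta_1}3)\frac{F_2}2-\frac{\eta_1}3$. On the symmetric space (dimension $3$) its eigenvalue is $\frac{\eta_0}2-\frac{\eta_1}6=\frac{4\eta_0-1}6$, and on the singlet it is $-\frac{\eta_0}2-\frac{\eta_1}2=-\frac12$. Hence
$$\|X^\Gamma\|_1=\tfrac12+\tfrac12|4\eta_0-1|, \tag{6}$$
which is less than $1$ for $0<\eta_0<\frac12$, equal to $1$ at $\eta_0=\frac12$, and greater than $1$ for $\eta_0>\frac12$. Proposition B settles the first range only.

We take up the regime $\|X^\Gamma\|_1>1$ in Sections 3 to 5, and the borderline $\|X^\Gamma\|_1=1$ in Section 6.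

## 3. Biases do not multiply

A sensible first approach is this. Suppose $s_1<1$. Guessing a parity of $L$ independent bits, each of which can be guessed only with bias $s_1$, should have bias $s_1^L$. For measurements made copy by copy this is correct: if $M=M^{(1)}\otimes\cdots\otimes M^{(L)}$ with each $M^{(i)}$ from an LOCC measurement, then $\operatorname{Tr}(X^{\otimes L}M)=\prod_i\operatorname{Tr}(XM^{(i)})$, and each factor has modulus at most $s_1$, because swapping the outcomes turns $M^{(i)}$ into $-M^{(i)}$. To treat joint measurements one would like an inequality $\nu(Y\otimes Y')\le\nu(Y)\nu(Y')$. This is where the approach stops: the inequality is false. To see it we recall one textbook fact.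

**Fact 1 (teleportation).** If Alice and Bob share $\Phi_d$ and Bob holds a $d$-level system $Q$, there is an LOCC protocol, with messages from Bob to Alice only, which consumes $\Phi_d$ and transfers $Q$ to Alice exactly. For every operator $Z$ on $Q$ and any other systems, the input $Z\otimes\Phi_d$ is mapped to $Z$ with $Q$ now in Alice's hands.

Now take $Y=\Phi_2$ and $Y'=F_2/4$. We have $\nu(\Phi_2)=1$ (take $M=1$), and $\nu(F_2/4)=\frac12$ by the computation of Section 1 with $d=2$, $L=1$. The product of the two numbers is $\frac12$. But on $\Phi_2\otimes F_2/4$ Bob can use the maximally entangled pair to teleport his half of the other pair to Alice, who then measures $F_2$ on it. This LOCC measurement has $\operatorname{Tr}[(\Phi_2\otimes F_2/4)M]=\operatorname{Tr}(F_2^2)/4=1$, so $\nu(\Phi_2\otimes F_2/4)=1$.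

So a copy that carries entanglement can be spent on reading another copy. In the question, however, all copies are alike, so one ensemble has to play both roles. The way to do this is to let each copy be, at random, either a swap copy or an entangled copy, with a locally readable flag that tells which.

## 4. A flagged family whose bias can be computed

Let $d\ge2$ and $c\ge1$ be integers, $D=d^c$, $0<\varepsilon<1$. Let $\mathcal H_A=\mathcal H_B=\mathbb C^d\oplus\mathbb C^D$; which summand a system is in is its flag, $0$ or $1$. Inside $\mathcal H_A\otimes\mathcal H_B$ we use the block $\mathbb C^d\otimes\mathbb C^d$ (both flags $0$), which carries $P_\pm=(1\pm F_d)/2$, and the block $\mathbb C^D\otimes\mathbb C^D$ (both flags $1$), which carries $\Phi_D$. Define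
$$\eta_0\rho_0=(1-\varepsilon)\frac{P_+}{d^2}\oplus\varepsilon\,\Phi_D,\qquad \eta_1\rho_1=(1-\varepsilon)\frac{P_-}{d^2}\oplus0. \tag{7}$$
Taking traces,
$$\eta_0=(1-\varepsilon)\frac{d+1}{2d}+\varepsilon,\qquad \eta_1=(1-\varepsilon)\frac{d-1}{2d}.$$
Both are positive and they add up to $1$; also $\rho_0\rho_1=0$, and
$$X=(1-\varepsilon)\frac{F_d}{d^2}\oplus\varepsilon\,\Phi_D .$$
At $\varepsilon=0$ this would be the swap game.

**Theorem 1.** With $m\sim\mathrm{Bin}(L,\varepsilon)$, for every $L\ge1$,
$$2p_{\mathsf{LOCC}}(\mathcal E^{(L)})-1=s_L=\mathbb E\big[\min\big(1,d^{\,(c+1)m-L}\big)\big],$$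
and the same value is optimal for one-way LOCC (Bob to Alice) and for PPT measurements. Consequently:

- $p_{\mathsf{LOCC}}(\mathcal E)=\eta_0<1$, so $\mathcal E$ exhibits local indistinguishability (a single-copy LOCC measurement is no better than always guessing $0$).
- If $\varepsilon>\frac1{c+1}$, then $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\ge1-\frac12e^{-2L(\varepsilon-\frac1{c+1})^2}\to1$.
- If $\varepsilon<\frac1{c+1}$, then $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to\frac12$ exponentially fast.
- If $\varepsilon=\frac1{c+1}$, then $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to\frac34$.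

The formula can be read as a budget. A sample contains $m$ entangled copies, worth $cm$ teleportations of a $d$-level system each, and $k=L-m$ swap copies that need one teleportation each. The exponent $(c+1)m-L=cm-k$ is the surplus; every unit of deficit costs a factor $d$.

**Step 1 (expansion by flags).** The purpose is to reduce everything to one flag string. For $f\in\{0,1\}^L$ write $m=|f|$, $k=L-m$, and let $Y_f$ be the tensor product of $F_d/d^2$ at the positions with $f_i=0$ and $\Phi_D$ at the positions with $f_i=1$. Then
$$X^{\otimes L}=\sum_{f}(1-\varepsilon)^k\varepsilon^m\,Y_f. \tag{8}$$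

**Step 2 (upper bound for all PPT measurements).** We bound each term of (8) by the better of the two bounds in (3). Since $F_d$ has $d^2$ eigenvalues of modulus $1$, $\|F_d/d^2\|_1=1$, so $\|Y_f\|_1=1$. The map $\Gamma$ sends an operator on one of our two blocks to an operator on the same block, so (1) applies inside each block:
$$\Big\|\frac{F_d^\Gamma}{d^2}\Big\|_1=\frac{\|\Phi_d\|_1}d=\frac1d,\qquad \|\Phi_D^\Gamma\|_1=\frac{\|F_D\|_1}D=\frac{D^2}D=D .$$
Hence $\|Y_f^\Gamma\|_1=d^{-k}D^m=d^{\,cm-k}=d^{\,(c+1)m-L}$. For PPT $M$ we obtain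
$$\operatorname{Tr}(X^{\otimes L}M)\le\sum_f(1-\varepsilon)^k\varepsilon^m\min\big(1,d^{\,(c+1)m-L}\big)=\mathbb E\big[\min\big(1,d^{\,(c+1)m-L}\big)\big],$$
the last equality because $|f|$ is binomial when the $f_i$ are independent with $P(f_i=1)=\varepsilon$.

**Step 3 (a one-way protocol that attains the bound).** Alice and Bob each measure the flag of each of their systems. On the support of $\rho_b^{(L)}$ the two flags of a copy agree, so both know the same string $f$ without talking. (If flags disagree they guess $0$; this event does not contribute to $\operatorname{Tr}(X^{\otimes L}M)$.) Writing basis labels of $\mathbb C^D$ in base $d$ identifies $\mathbb C^D$ with $(\mathbb C^d)^{\otimes c}$ on both sides and turns $D^{-1/2}\sum_i|ii\rangle$ into a product of $c$ vectors $d^{-1/2}\sum_i|ii\rangle$. So $\Phi_D^{\otimes m}$ is $\Phi_d^{\otimes cm}$ up to this local relabeling. Let $j=\min(k,cm)$.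

Using $j$ of the pairs $\Phi_d$, Bob teleports his systems of $j$ swap copies to Alice, who measures the $\pm1$-valued observable $F_d$ on each of these copies. On each of the other $k-j$ swap copies both measure in the computational basis, Bob announces his outcome, and the value is $+1$ if the outcomes agree and $-1$ if not; this is the observable $G$ of Section 1. The guess is $0$ iff the product of all $k$ values is $+1$ (an empty product is $+1$). All messages go from Bob to Alice.

Since teleportation is exact (Fact 1), the protocol has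
$$\operatorname{Tr}(Y_fM)=\Big(\frac{\operatorname{Tr}F_d^2}{d^2}\Big)^{j}\Big(\frac{\operatorname{Tr}F_dG}{d^2}\Big)^{k-j}=1^j\cdot\Big(\frac1d\Big)^{k-j}=d^{-\max(0,\,k-cm)}=\min\big(1,d^{\,cm-k}\big).$$
Inserting this in (8) gives the value of Step 2. So one-way LOCC, LOCC and PPT all have this optimum, and the formula is proved.

**Step 4 (one copy).** For $L=1$ the expectation is $(1-\varepsilon)d^{-1}+\varepsilon\min(1,d^{c})=\frac{1-\varepsilon}d+\varepsilon$, which is less than $1$. It equals $\eta_0-\eta_1=\operatorname{Tr}X$. So $p_{\mathsf{LOCC}}(\mathcal E)=\frac12+\frac12(\eta_0-\eta_1)=\eta_0<1$.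

**Step 5 (many copies).** Here we evaluate the expectation asymptotically. Put $S_L=(c+1)m-L$. Recall Hoeffding's inequality: for $t>0$, $P(\frac mL-\varepsilon\ge t)\le e^{-2Lt^2}$ and $P(\frac mL-\varepsilon\le-t)\le e^{-2Lt^2}$.

Let $\varepsilon>\frac1{c+1}$. The integrand is $1$ when $S_L\ge0$, that is, when $\frac mL\ge\frac1{c+1}$. So $s_L\ge P(S_L\ge0)\ge1-e^{-2L(\varepsilon-1/(c+1))^2}$, and $p_{\mathsf{LOCC}}(\mathcal E^{(L)})=\frac12+\frac12s_L$ has the stated bound.

Let $\varepsilon<\frac1{c+1}$ and put $a=\frac{1-(c+1)\varepsilon}2>0$. Then $S_L\ge-aL$ iff $\frac mL-\varepsilon\ge\frac{1-a}{c+1}-\varepsilon=\frac{2a-a}{c+1}=\frac a{c+1}$. On this event the integrand is at most $1$, and off it at most $d^{-aL}$. So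
$$s_L\le P(S_L\ge-aL)+d^{-aL}\le e^{-2La^2/(c+1)^2}+d^{-aL}.$$

Let $\varepsilon=\frac1{c+1}$. Then $S_L$ is a sum of $L$ independent copies of a bounded variable that equals $c$ with probability $\varepsilon$ and $-1$ with probability $1-\varepsilon$; its mean is $0$ and its variance is positive. By the central limit theorem $P(S_L\ge0)\to\frac12$, and $P(-K\le S_L<0)\to0$ for each fixed $K>0$. Splitting according to $S_L\ge0$, $-K\le S_L<0$ and $S_L<-K$,
$$P(S_L\ge0)\le s_L\le P(S_L\ge0)+P(-K\le S_L<0)+d^{-K}.$$
Let $L\to\infty$ and then $K\to\infty$: $s_L\to\frac12$, so $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to\frac34$. This completes the proof of Theorem 1.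

**Example 2 (an explicit instance).** Take $d=2$, $c=1$, $\varepsilon=\frac34$, a $4\otimes4$ system in which $\rho_1$ is the singlet in the flag-$0$ block. Then $\eta_0=\frac14\cdot\frac34+\frac34=\frac{15}{16}$ and $p_{\mathsf{LOCC}}(\mathcal E)=\frac{15}{16}<1$, but
$$p_{\mathsf{LOCC}}(\mathcal E^{(L)})\ge1-\tfrac12e^{-L/8}\to1 .$$
This answers the question in the negative. Already at $L=2$ one sees the effect: $s_2=\frac1{16}\cdot\frac14+\frac{15}{16}=\frac{61}{64}$, which exceeds not only $s_1^2=\frac{49}{64}$ but also $s_1=\frac78$.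

**Example 3 (good hiding on one copy does not help).** For $0<\delta<1$ take $\varepsilon=\delta$, $d\ge1/\delta$ and $c+1>1/\delta$. Then $p_{\mathsf{LOCC}}(\mathcal E)=\frac12+\frac12\big(\frac{1-\delta}d+\delta\big)\le\frac12+\frac12(2\delta-\delta^2)\le\frac12+\delta$, yet $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to1$ because $\varepsilon>\frac1{c+1}$.

Note that $\|X^\Gamma\|_1>1$ does not by itself force failure. For $d=2$, $c=1$, $\varepsilon=\frac9{20}$ we have $\|X^\Gamma\|_1=\frac{1-\varepsilon}2+2\varepsilon=\frac{47}{40}>1$, but $\varepsilon<\frac12$, so the limit is $\frac12$.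

## 5. State merging and an entropy condition for limit 1

In Section 4 the flags told which copies hold the entanglement. Without flags one can still ask whether the copies, taken together, contain enough entanglement for Alice to send all her systems to Bob by LOCC. If she can, the parity is read globally. Let $S$ be the von Neumann entropy in bits, $S(B)_\sigma$ the entropy of the $B$ marginal of $\sigma$, and $h$ the binary entropy. For example, $\Phi_d$ has $S(AB)=0$ and $S(B)=\log_2d$.

**Fact 2 (state merging).** (Horodecki, Oppenheim, Winter, Nature 436, 673 (2005); Commun. Math. Phys. 269, 107 (2007).) If $\psi_{ABR}$ is pure and $S(AB)_\psi-S(B)_\psi<0$, there are LOCC maps $\Lambda_n:A^nB^n\to B'^nB^n$, where $B'\cong A$ is held by Bob, using no initial entanglement and one-way communication from $A$ to $B$, such that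
$$\epsilon_n:=\big\|(\Lambda_n\otimes\mathrm{id}_{R^n})(\psi_{ABR}^{\otimes n})-\psi_{B'BR}^{\otimes n}\big\|_1\to0 .$$
(Entanglement generated in addition is discarded.)

**Theorem 2.** Let $\mathcal E$ be orthogonal and $\omega=\eta_0\rho_0+\eta_1\rho_1$. If $S(B)_\omega>S(AB)_\omega$ or $S(A)_\omega>S(AB)_\omega$, then $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to1$.

**Step 1 (from the average state to the individual strings).** Merging is a statement about a purification, and we need it for the states $\rho_{\vec b}=\rho_{b_1}\otimes\cdots\otimes\rho_{b_L}$, which occur with probability $\eta_{\vec b}=\prod_i\eta_{b_i}$. By symmetry assume $S(B)_\omega>S(AB)_\omega$. Write $\omega=\sum_i\lambda_i|v_i\rangle\langle v_i|$ with $\lambda_i>0$, and purify it by $\psi=\sum_i\sqrt{\lambda_i}\,|v_i\rangle|i\rangle_R$. The operators $\omega^{-1/2}\eta_b\rho_b\,\omega^{-1/2}$ on $\operatorname{supp}\omega$ are positive and add up to the identity. Their transposes in the basis $(v_i)$, carried over to $R$ by $v_i\mapsto|i\rangle$, form a POVM $\{E_b\}$ on $R$. It satisfies $\operatorname{Tr}_R[\psi_{ABR}(1\otimes E_b)]=\omega^{1/2}(\omega^{-1/2}\eta_b\rho_b\omega^{-1/2})\omega^{1/2}=\eta_b\rho_b$.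 Measuring $\{E_b\}$ on each of the $L$ copies of $R$ therefore prepares the ensemble $\{\eta_{\vec b},\rho_{\vec b}\}$ on $A^LB^L$. This measurement commutes with $\Lambda_L$, and it does not increase the trace norm. Applied to the operator inside $\epsilon_L$ it yields
$$\sum_{\vec b}\eta_{\vec b}\,\big\|\Lambda_L(\rho_{\vec b})-\rho_{\vec b}\big\|_1\le\epsilon_L ,$$
where the second $\rho_{\vec b}$ lives on $B'^LB^L$.

**Step 2 (reading the parity).** After $\Lambda_L$ Bob holds everything. He applies the global measurement $\{E,1-E\}$ that identifies $b_1\oplus\cdots\oplus b_L$ without error on the states $\rho_{\vec b}$; it exists by orthogonality. For states $\sigma,\tau$ and $0\le E\le1$ one has $|\operatorname{Tr}E(\sigma-\tau)|\le\frac12\|\sigma-\tau\|_1$, so the error probability is at most $\frac12\sum_{\vec b}\eta_{\vec b}\|\Lambda_L(\rho_{\vec b})-\rho_{\vec b}\|_1\le\frac12\epsilon_L\to0$. This proves Theorem 2.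

As a check, apply it to the family (7). There $\omega=(1-\varepsilon)\frac{1}{d^2}\oplus\varepsilon\Phi_D$, so $S(AB)_\omega=h(\varepsilon)+2(1-\varepsilon)\log_2d$, while the marginal $(1-\varepsilon)\frac1d\oplus\varepsilon\frac1D$ has $S(B)_\omega=h(\varepsilon)+(1-\varepsilon)\log_2d+\varepsilon c\log_2d$. So $S(B)_\omega>S(AB)_\omega$ iff $\varepsilon c>1-\varepsilon$, i.e. $\varepsilon>\frac1{c+1}$, the same threshold as in Theorem 1.

**Corollary 2a.** Let $\rho_0$ be pure, $\rho_0\rho_1=0$, and let the pair be locally indistinguishable. Then $\rho_0$ is entangled, and for all $\eta_0<1$ close enough to $1$, $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to1$.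

*Proof.* If $\rho_0=|a\rangle\langle a|\otimes|b\rangle\langle b|$, then $M_0=\rho_0$, $M_1=1-\rho_0$ is LOCC (measure locally, guess $0$ iff the outcomes are $a$ and $b$) and perfect, a contradiction. So $\rho_0$ is entangled, and $S(B)_{\rho_0}>0=S(AB)_{\rho_0}$. At $\eta_0=1$ we would have $\omega=\rho_0$. The entropies of $\omega$ are continuous in $\eta_0$, so $S(B)_\omega>S(AB)_\omega$ for $\eta_0$ near $1$, and Theorem 2 applies.

**Corollary 2b (two qubits).** Let $\rho_0=\Phi_2$, $\rho_1=(1-\Phi_2)/3$. Then $p_{\mathsf{LOCC}}(\mathcal E)<1$ for all priors. If $h(\eta_1)+\eta_1\log_23<1$ (e.g. $\eta_0\ge\frac9{10}$), then $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to1$.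

*Proof.* The first claim is Example 1. The state $\omega$ has maximally mixed marginals, so $S(B)_\omega=1$. Its eigenvalues are $\eta_0$ and three times $\eta_1/3$, so $S(AB)_\omega=h(\eta_1)+\eta_1\log_23$. The derivative with respect to $\eta_1$ is $\log_2\frac{3(1-\eta_1)}{\eta_1}\ge0$ for $\eta_1\le\frac34$, and the value at $\eta_1=0.1$ is less than $0.63$. So the condition holds for $\eta_1\le0.1$. Apply Theorem 2.

## 6. Exponential decay when $\|X^\Gamma\|_1\le1$

Now the borderline. Neither bound in (3) alone helps when $\|X\|_1=\|X^\Gamma\|_1=1$.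

**Theorem 3.** Let $X$ be Hermitian with $\|X\|_1=1$ and $\|X^\Gamma\|_1\le1$. Either $\nu(X)=1$, and then $\nu(X^{\otimes L})=1$ for all $L$; or there is $\kappa>0$ with $\nu(X^{\otimes L})\le e^{-\kappa L}$ for all $L$.

**Step 1 (the two easy cases).** We dispose of everything except the borderline. By (3), $\nu(X)\le1$. If $\nu(X)=1$ is attained at $M$, then $M^{\otimes L}$ is admissible on $L$ copies and gives $\nu(X^{\otimes L})\ge1$, while $\nu(X^{\otimes L})\le\|X\|_1^L=1$. If $\|X^\Gamma\|_1<1$, then by (3) $\nu(X^{\otimes L})\le\|X^\Gamma\|_1^L$, and we take $\kappa=-\log\|X^\Gamma\|_1$ (note $X^\Gamma\ne0$ because $X\ne0$). From now on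
$$\|X\|_1=\|X^\Gamma\|_1=1,\qquad \nu:=\nu(X)<1 .$$

**Step 2 (splitting $X$ by duality).** We want to express $\nu(X)<1$ through the two norms. On the real space of Hermitian operators put
$$N(X')=\min\{\|Y\|_1+\|Z^\Gamma\|_1:\ Y+Z=X',\ Y,Z\text{ Hermitian}\}.$$
The minimum is attained by compactness, since one may restrict to $\|Y\|_1\le\|X'\|_1$. $N$ is a norm: homogeneity and the triangle inequality are immediate, and $N(X')=0$ forces $Y=Z=0$. A Hermitian $M$ satisfies $\operatorname{Tr}(MX')\le N(X')$ for all $X'$ iff $\operatorname{Tr}(MY)\le\|Y\|_1$ and $\operatorname{Tr}(MZ)=\operatorname{Tr}(M^\Gamma Z^\Gamma)\le\|Z^\Gamma\|_1$ for all Hermitian $Y,Z$. This says $\|M\|_\infty\le1$ and $\|M^\Gamma\|_\infty\le1$. So the set over which $\nu$ maximizes is the unit ball of the dual norm of $N$, and by the bidual theorem $N=\nu$.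

Thus $X=Y+Z$ with $a=\|Y\|_1$, $b=\|Z^\Gamma\|_1$, $a+b=\nu<1$. If $b=0$, then $Z=0$, $Y=X$ and $a=1$; if $a=0$, then $Z=X$ and $b=\|X^\Gamma\|_1=1$. Both contradict $\nu<1$, so $a,b>0$.

One is tempted to finish by expanding $X^{\otimes L}=(Y+Z)^{\otimes L}$. If a term with $Y$ in $i$ positions and $Z$ in the others could be bounded by $a^ib^{L-i}$, the sum would be $(a+b)^L=\nu^L$. But (3) must use the same norm for all positions, and a mixed bound is false: $Y=\Phi_2$ has $\|Y\|_1=1$, $Z=F_2/4$ has $\|Z^\Gamma\|_1=\frac12$, and yet $\nu(Y\otimes Z)=1$ by Section 3. We have to use the splitting differently.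

**Step 3 (a line through $X$ on which both norms help).** The splitting gives a direction $A$ such that moving from $X$ one way shrinks the trace norm, and moving the other way shrinks the trace norm of the partial transpose. Put $\theta=\frac a{a+b}\in(0,1)$, $V=Y/\theta$, $W=Z/(1-\theta)$. Then
$$\theta V+(1-\theta)W=X,\qquad\|V\|_1=\|W^\Gamma\|_1=a+b=\nu .$$
Let $A=V-X$. It is nonzero, since $\|V\|_1<\|X\|_1$. From $(1-\theta)W=X-\theta V$ we get $W-X=\frac{\theta X-\theta V}{1-\theta}=-\frac\theta{1-\theta}A$. For $0\le t\le1$, $X+tA=(1-t)X+tV$, so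
$$\|X+tA\|_1\le(1-t)+t\nu=1-t(1-\nu).$$
For $t\ge0$ with $t'=\frac{1-\theta}\theta t\le1$, $X-tA=(1-t')X+t'W$, so
$$\|(X-tA)^\Gamma\|_1\le(1-t')+t'\nu=1-t'(1-\nu).$$
With $c=(1-\nu)\min\big(1,\frac{1-\theta}\theta\big)>0$ and $r=\min\big(1,\frac\theta{1-\theta}\big)>0$, both inequalities become
$$\|X+tA\|_1\le1-ct,\qquad\|(X-tA)^\Gamma\|_1\le1-ct\qquad(0\le t\le r). \tag{9}$$

**Example 4.** Take Example 1 at $\eta_0=\frac12$: $X=\frac23\Phi_2-\frac16$. Let $Y=\frac13\Phi_2$ and $Z=\frac13\Phi_2-\frac16$, so $Z^\Gamma=\frac16(F_2-1)=-\frac13P_-$. Then $\|Y\|_1+\|Z^\Gamma\|_1=\frac13+\frac13=\frac23$. On the other hand $M=\frac13(4\Phi_2-1)$ has eigenvalues $1,-\frac13$, and $M^\Gamma=\frac13(2F_2-1)$ has eigenvalues $\frac13,-1$, so $M$ is admissible; $X$ has eigenvalue $\frac12$ on $\Phi_2$ and $-\frac16$ three times, so $\operatorname{Tr}(XM)=\frac12+3\cdot\frac1{18}=\frac23$. Hence $\nu(X)=\frac23$ and the splitting is optimal. Here $\theta=\frac12$, $V=\frac23\Phi_2$, and $A=V-X=\frac16\cdot1$: the good direction is the identity. Directly, for $0\le t\le1$, $\|X+tA\|_1=(\frac12+\frac t6)+3(\frac16-\frac t6)=1-\frac t3$,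 and $(X-tA)^\Gamma=\frac13F_2-\frac16-\frac t6$ has eigenvalues $\frac{1-t}6$ (three times) and $-\frac12-\frac t6$, so its trace norm is also $1-\frac t3$. This is (9) with $c=\frac13$, $r=1$.

**Step 4 (a polynomial in a complex variable).** At the point $X$ itself both bounds are useless; on both sides of it one of them is good. To carry information from the sides to the middle we use analyticity. Fix $L$ and a Hermitian $M$ on $L$ copies with $\|M\|_\infty,\|M^\Gamma\|_\infty\le1$, and put
$$q(z)=\operatorname{Tr}\big[(X+zA)^{\otimes L}M\big],\qquad z=x+iy\in\mathbb C .$$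
This is a polynomial in $z$, and $q(0)=\operatorname{Tr}(X^{\otimes L}M)$ is what we must bound. By (3), which holds for non-Hermitian operators too,
$$|q(z)|\le\min\big(\|X+zA\|_1,\ \|(X+zA)^\Gamma\|_1\big)^L .$$
Let $C=\max(\|A\|_1,\|A^\Gamma\|_1)>0$. If $0\le x\le r$, then $\|X+zA\|_1\le\|X+xA\|_1+|y|\,\|A\|_1\le1-cx+C|y|$ by (9). If $-r\le x\le0$, then $\|(X+zA)^\Gamma\|_1\le\|(X-|x|A)^\Gamma\|_1+|y|\,\|A^\Gamma\|_1\le1-c|x|+C|y|$. Since $1+u\le e^u$, in both cases
$$|q(z)|\le\exp\big(L(-c|x|+C|y|)\big)\qquad(|x|\le r). \tag{10}$$

**Step 5 (why a circle is not enough).** This step explains the choice of domain in the next one. Unless $q\equiv0$, the function $\frac1L\log|q|$ is subharmonic, so its value at $0$ is at most its mean over a circle of radius $\varrho\le r$. On that circle (10) bounds it by $-c|x|+C|y|$, whose mean is $\frac{2\varrho}\pi(C-c)$. This is never negative: from (9) and $\|X\|_1=1$, $1-ct\ge\|X+tA\|_1\ge1-t\|A\|_1$, so $c\le\|A\|_1\le C$. In Example 4, $c=\frac13$ and $C=\frac23$.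

The loss comes from the points off the real axis. On the real axis itself (10) has no loss. So we use a domain whose boundary contains as much of the real axis as possible: an ellipse, cut along the real axis from $-\delta$ and from $\delta$ outwards, so that only a small gap $(-\delta,\delta)$ around $0$ stays open. The map $w\mapsto\delta\sin w$ produces this domain from a rectangle:
$$\delta\sin(\alpha+i\beta)=\delta(\sin\alpha\cosh\beta+i\cos\alpha\sinh\beta),$$
and on the sides $\alpha=\pm\frac\pi2$ the image is the real number $\pm\delta\cosh\beta$.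

**Step 6 (comparison function).** We now build an entire function whose real part dominates the exponent in (10) on the boundary of the rectangle. Let
$$T=\frac{\pi C}c,\qquad\delta=\frac r{\cosh T},\qquad R=\{w=\alpha+i\beta:\ |\alpha|\le\tfrac\pi2,\ |\beta|\le T\},$$
and write $\delta\sin w=x+iy$. On $R$, $|x|\le\delta\cosh T=r$, so (10) applies. On the sides the exponent per copy is at most $-c\delta\cosh\beta$. Since $\operatorname{Re}(w\sin w)=\alpha\sin\alpha\cosh\beta-\beta\cos\alpha\sinh\beta$ equals $\frac\pi2\cosh\beta$ there, a multiple of $w\sin w$ fits the sides exactly. And $\operatorname{Re}\cos w=\cos\alpha\cosh\beta$ vanishes on the sides, so a multiple of $\cos w$ may be added to fit the top and bottom. Thus let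
$$H(w)=-\frac{2c\delta}\pi\,w\sin w+K\cos w,\qquad K=\delta\tanh T\,\Big(C-\frac2\pi cT\Big).$$
With $T=\pi C/c$ we have $\frac2\pi cT=2C$, so $K=-\delta C\tanh T<0$. In the formula for $K$ the gain $\frac2\pi cT$ from the cuts grows with $T$, while the loss $C$ from the outer arc does not; this is why a large enough $T$ works. We claim
$$-c|x|+C|y|\le\operatorname{Re}H(w)\qquad\text{on }\partial R. \tag{11}$$

On the sides $\alpha=\pm\frac\pi2$: $y=0$ and $|x|=\delta\cosh\beta$, and $\operatorname{Re}H(w)=-\frac{2c\delta}\pi\cdot\frac\pi2\cosh\beta=-c\delta\cosh\beta$. So (11) holds with equality.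

On the top and bottom $\beta=\pm T$: the left side of (11) is $-c\delta|\sin\alpha|\cosh T+C\delta\cos\alpha\sinh T$. The right side is
$$\operatorname{Re}H(w)=-c\delta\,\frac{2|\alpha|}\pi\,|\sin\alpha|\cosh T+\cos\alpha\Big(\frac{2c\delta}\pi T\sinh T+K\cosh T\Big).$$
Since $\frac{2|\alpha|}\pi\le1$, the first term is at least $-c\delta|\sin\alpha|\cosh T$. The bracket equals $\frac{2c\delta}\pi T\sinh T+\delta\sinh T\big(C-\frac2\pi cT\big)=C\delta\sinh T$. So (11) holds.

**Step 7 (maximum principle).** We transfer the bound to $w=0$. The function $g(w)=q(\delta\sin w)\,e^{-LH(w)}$ is entire. By (10) and (11), $|g|\le1$ on $\partial R$. By the maximum modulus principle $|g(0)|\le1$. Since $H(0)=K$,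
$$|\operatorname{Tr}(X^{\otimes L}M)|=|q(0)|\le e^{LK}=e^{-\kappa L},\qquad \kappa=\delta C\tanh T=Cr\,\frac{\sinh T}{\cosh^2T}>0,\quad T=\frac{\pi C}c .$$
Here $c,r,C$ depend only on $X$ and the chosen splitting, so $\kappa$ does not depend on $L$ or $M$. Taking the maximum over $M$ gives $\nu(X^{\otimes L})\le e^{-\kappa L}$, and Theorem 3 is proved.

In Example 4, $c=\frac13$, $r=1$, $C=\|A\|_1=\frac23$, so $T=2\pi$ and $\kappa=\frac23\,\frac{\sinh2\pi}{\cosh^22\pi}$, a small but positive rate.

## 7. PPT ensembles, two-qubit ensembles and the role of the priors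

A state is separable if it is a convex combination of product states; separable states are PPT.

**Corollary 3a (dichotomy for PPT states).** Let $\mathcal E$ be an orthogonal ensemble of two PPT (e.g. separable) states. Then $\|X^\Gamma\|_1\le1$, so either $p_{\mathsf{PPT}}(\mathcal E^{(L)})=1$ for all $L$, or $p_{\mathsf{PPT}}(\mathcal E^{(L)})\le\frac12+\frac12e^{-\kappa L}$ for some $\kappa>0$ and all $L$. In particular, if $p_{\mathsf{PPT}}(\mathcal E)<1$, then $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to\frac12$ exponentially fast.

*Proof.* As $\rho_b^\Gamma\ge0$, $\|X^\Gamma\|_1\le\eta_0\operatorname{Tr}\rho_0^\Gamma+\eta_1\operatorname{Tr}\rho_1^\Gamma=1$. Also $\|X\|_1=1$ by orthogonality. Now combine Theorem 3 with (4) and (5). If $p_{\mathsf{PPT}}(\mathcal E)<1$, then $\nu(X)<1$ and the second case holds. Moreover $s_L\le\nu(X^{\otimes L})$, and $s_L\ge0$, since $\operatorname{Tr}(X^{\otimes L}M)\ge0$ for one of the two constant guesses $M=\pm1$.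

In two qubits this can be combined with the following classical theorem.

**Fact 3 (Størmer; Woronowicz; M., P. and R. Horodecki).** A positive operator $P$ on $\mathbb C^2\otimes\mathbb C^2$ with $P^\Gamma\ge0$ is a positive combination of product projectors.

**Corollary 3b (the statement is true for separable two-qubit ensembles).** Every orthogonal ensemble of two separable two-qubit states with $p_{\mathsf{LOCC}}(\mathcal E)<1$ satisfies $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to\frac12$ exponentially fast.

**Step 1 (reduction).** By Corollary 3a it is enough to show that $p_{\mathsf{PPT}}(\mathcal E)=1$ implies $p_{\mathsf{LOCC}}(\mathcal E)=1$. If some $\rho_b$ has rank one, then, being separable, it is a product projector $|a\rangle\langle a|\otimes|b'\rangle\langle b'|$. The measurement $\{\rho_b,1-\rho_b\}$ is then LOCC, as in Corollary 2a, and it is perfect. Otherwise both ranks are at least $2$, and by orthogonality in dimension $4$ both are exactly $2$. The supports $V_0,V_1$ are complementary orthogonal planes, with projectors $P_0,P_1$. A perfect PPT measurement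 exists by compactness, and as in Example 1 it must be $\{P_0,P_1\}$. So $P_0^\Gamma\ge0$, and by Fact 3 $P_0$ is a positive combination of projectors onto product vectors. These vectors lie in the range $V_0$ of $P_0$.

**Step 2 (three product vectors in $V_0$).** Suppose $V_0$ contains three pairwise non-proportional product vectors. The first two, $a\otimes b$ and $a'\otimes b'$, are a basis of $V_0$, and the third is $\lambda\,a\otimes b+\mu\,a'\otimes b'$ with $\lambda\mu\ne0$. If $a,a'$ were independent and $b,b'$ were independent, this vector would have Schmidt rank $2$ and would not be a product. So $a\parallel a'$ or $b\parallel b'$, and $V_0=a\otimes\mathbb C^2$ or $V_0=\mathbb C^2\otimes b$. A local measurement by one party realizes $\{P_0,P_1\}$.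

**Step 3 (only two product vectors).** Otherwise, up to scalars, at most two product vectors lie in $V_0$, and since $P_0$ has rank $2$ we have $P_0=\alpha|e\rangle\langle e|+\beta|f\rangle\langle f|$ with $\alpha,\beta>0$ and linearly independent unit vectors $e=a\otimes b$, $f=a'\otimes b'$. From $P_0e=e$ we read off $\alpha e+\beta\langle f|e\rangle f=e$. By independence $\langle f|e\rangle=0$ and $\alpha=1$; likewise $\beta=1$. Now $\langle f|e\rangle=\langle a'|a\rangle\langle b'|b\rangle=0$, so $a\perp a'$ or $b\perp b'$. If $a\perp a'$, Alice measures $\{a,a'\}$ and announces the outcome, and Bob measures $\{b,b^\perp\}$ or $\{b',b'^\perp\}$ accordingly. Guessing $0$ on the outcomes $(a,b)$ and $(a',b')$ realizes $\{P_0,P_1\}$. The other case is the same with the parties exchanged. So $p_{\mathsf{LOCC}}(\mathcal E)=1$ in all cases, which proves the corollary.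

Corollaries 2b and 3b together say: the statement in question is true for all orthogonal separable two-qubit ensembles, and it is false for entangled two-qubit ones.

**Corollary 3c (dependence on priors).** For the two-qubit pair $\rho_0=\Phi_2$, $\rho_1=(1-\Phi_2)/3$, which is locally indistinguishable for all priors: if $0<\eta_0\le\frac12$, then $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to\frac12$ exponentially, while if $\frac9{10}\le\eta_0<1$, then $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\to1$. So, unlike local indistinguishability, usability for data hiding depends on the priors.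

*Proof.* By (6), $\|X^\Gamma\|_1\le1$ iff $|4\eta_0-1|\le1$, i.e. iff $\eta_0\le\frac12$. By Example 1, $p_{\mathsf{PPT}}(\mathcal E)<1$, so $\nu(X)<1$, and Theorem 3 gives the first claim. (For $\eta_0<\frac12$ Proposition B is enough; at $\eta_0=\frac12$ the harmonic argument is what does the work.) The second claim is Corollary 2b.

Finally, for separable states additional copies can never help, in any dimension, because Alice and Bob could have made them themselves.

**Proposition 4 (no complete failure for separable states).** If $\rho_0,\rho_1$ are separable and orthogonal, then $s_{L+1}\le s_L$. Hence $p_{\mathsf{LOCC}}(\mathcal E^{(L)})\le p_{\mathsf{LOCC}}(\mathcal E)$ for all $L$.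

*Proof.* Let $M$ come from an LOCC measurement on $L+1$ copies. Expanding the last factor of $X^{\otimes(L+1)}$,
$$\operatorname{Tr}(X^{\otimes(L+1)}M)=\sum_b(-1)^b\eta_b\operatorname{Tr}(X^{\otimes L}M^{(b)}),\qquad M^{(b)}=\operatorname{Tr}_{L+1}\big[(1\otimes\rho_b)M\big].$$
Since $\rho_b$ is separable, it is a finite mixture of product states, and Alice and Bob can prepare it by LOCC: one party draws the index and announces it, and each prepares the corresponding local state. Preparing $\rho_b$ as copy $L+1$ and then performing the given measurement is an LOCC measurement on $L$ copies, and its difference operator is $M^{(b)}$. Swapping the outcomes, $-M^{(b)}$ also comes from an LOCC measurement. So each term of the sum is at most $\eta_bs_L$, and $\operatorname{Tr}(X^{\otimes(L+1)}M)\le(\eta_0+\eta_1)s_L=s_L$. The last claim follows from (4).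

Theorem 1 settles the question as posed. What is not determined here is the limit for PPT or separable ensembles in dimension above $2\otimes2$ that are perfectly distinguishable by PPT measurements but not by LOCC. For those, Corollary 3a is in its first case and gives no bound on $p_{\mathsf{LOCC}}$, and in the separable case only Proposition 4 is proved.
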